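\title{Testing Gaussianity of fermionic unitaries with a number of queries independent of the number of modes}

\begin{abstract}
Given black-box access to an unknown unitary $U$ on $n$ fermionic modes, we decide with $O(1/\varepsilon^2)$ queries, a number independent of $n$, whether $U$ is Gaussian or $\varepsilon$-far from every Gaussian unitary in normalized Frobenius distance. The tester is non-adaptive, needs no ancillas and has one-sided error. One round checks whether $U\otimes U$ conserves the observable $\Lambda=\sum_j\gamma_j\otimes\gamma_j$. The analysis rests on a dimension-free stability theorem: if a round rejects with probability $D\le 10^{-6}$, then $U$ has overlap at least $1-2D$ with a Gaussian unitary. We prove it by a local gap estimate near the Gaussian group and a continuity argument on twice as many modes. We also determine the optimal leading constants relating $D$ to the distance from the Gaussian group, give a tolerant tester, and show that $1/(3\varepsilon)$ queries are necessary.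
\end{abstract}

\section{The problem, the test and the results}

\subsection{The problem}

Fix $n\ge1$. \emph{Majorana operators} for $n$ fermionic modes are Hermitian operators $\gamma_1,\dots,\gamma_{2n}$ on $\mathbb{C}^{2^n}$ with $\gamma_j\gamma_k+\gamma_k\gamma_j=2\delta_{jk}$. The Jordan--Wigner transform gives the standard example on $n$ qubits, $\gamma_{2k-1}=Z^{\otimes(k-1)}\otimes X\otimes 1^{\otimes(n-k)}$ and $\gamma_{2k}=Z^{\otimes(k-1)}\otimes Y\otimes 1^{\otimes(n-k)}$. A unitary $G$ is \emph{Gaussian} if there is $R\in O(2n)$ with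
\[
G\gamma_jG^\dagger=\sum_{k=1}^{2n}R_{jk}\gamma_k\qquad(1\le j\le 2n);
\]
we then say that $G$ \emph{implements} $R$. It is enough that each $G\gamma_jG^\dagger$ lie in the span of the $\gamma_k$: the coefficients are then real because $G\gamma_jG^\dagger$ is Hermitian, and the anticommutation relations give $RR^T=1$. We write $\mathcal{G}_n$ for the set of Gaussian unitaries.

Distances are measured in the normalized Frobenius distance $d_F(U,V)=2^{-n/2}\|U-V\|_F$, the root mean square of $\|(U-V)\psi\|$ over an orthonormal basis of vectors $\psi$. It does not change when $U$ and $V$ are both tensored with an identity. A unitary $U$ is \emph{$\varepsilon$-far} if $d_F(U,G)\ge\varepsilon$ for all $G\in\mathcal{G}_n$.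

A \emph{tester} has black-box access to an unknown $n$-mode unitary $U$. A query applies $U$ once to $n$ qubits of the tester's choice within a larger register. Ancillas, entangled inputs, adaptivity and arbitrary intermediate operations and measurements are allowed; $U^\dagger$ and controlled-$U$ are not available. The tester is promised that $U$ is Gaussian or $\varepsilon$-far and must say which. A tester is known that runs in time $\mathrm{poly}(n,1/\varepsilon,\log(1/\delta))$ and errs with probability at most $\delta$, but its number of queries is also polynomial in $n$. The problem, which we take from \cite{Iyer}, is whether growth with $n$ is necessary, and the conjecture is that it is not: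

\begin{quote}
\emph{There is a function $q:(0,1)\to\mathbb{N}$ such that for every $n\ge1$ and $\varepsilon\in(0,1)$ some tester makes at most $q(\varepsilon)$ queries and answers correctly with probability at least $2/3$ on every $n$-mode unitary that is Gaussian or $\varepsilon$-far.}
\end{quote}

We prove this conjecture. To see where a dependence on $n$ could come from, consider the test that the definition suggests: choose $j$ at random and check whether $U\gamma_jU^\dagger$ is linear in the $\gamma_k$. Let $Q=\gamma_1\gamma_2\gamma_3\gamma_4$ and $U_t=e^{itQ}$. Since $Q$ commutes with $\gamma_j$ for $j>4$, a random $j$ reveals nothing with probability $1-2/n$. Yet for small $t$ the distance of $U_t$ from $\mathcal{G}_n$ is $2\sin(t/2)$ for every $n\ge2$ (Proposition~\ref{prop:quartic}). A test whose cost is independent of $n$ has to probe all $2n$ Majorana operators at once.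

\subsection{The test}

Let $\tau=2^{-n}\operatorname{tr}$, $\langle A,B\rangle=\tau(A^\dagger B)$ and $\|A\|_2=\langle A,A\rangle^{1/2}$, and let $\|\cdot\|$ be the operator norm. On tensor products the same symbols refer to the normalized trace. On two copies of the system put
\[
\Lambda=\sum_{j=1}^{2n}\gamma_j\otimes\gamma_j .
\]
This is the Euclidean form $\sum_j e_j\otimes e_j$ written in Majorana operators, so it is invariant under exactly the transformations we want to recognize.

\begin{lemma}\label{lem:exact}
A unitary $U$ is Gaussian if and only if $U\otimes U$ commutes with $\Lambda$.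
\end{lemma}

\begin{proof}
Let $\gamma_j'=U\gamma_jU^\dagger$. If $U$ implements $R$, then $\sum_j\gamma'_j\otimes\gamma'_j=\sum_{j,k,l}R_{jk}R_{jl}\,\gamma_k\otimes\gamma_l=\Lambda$. Conversely, suppose $\sum_j\gamma_j'\otimes\gamma_j'=\sum_j\gamma_j\otimes\gamma_j$. Multiply the first factor by $\gamma'_k$ and apply $\tau$ to it. Since $\tau(\gamma'_k\gamma'_j)=\tau(\gamma_k\gamma_j)=\delta_{jk}$, this gives $\gamma'_k=\sum_j\tau(\gamma'_k\gamma_j)\gamma_j$.
\end{proof}

\paragraph{One round (two queries).} Take the maximally mixed state on two registers of $n$ qubits, measure $\Lambda$, apply $U\otimes U$, measure $\Lambda$ again, and accept if and only if the two outcomes agree.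

\medskip
Let $\Pi_\lambda$ be the eigenprojections of $\Lambda$ and $\mathcal{E}(X)=\sum_\lambda\Pi_\lambda X\Pi_\lambda$. The round accepts with probability
\[
4^{-n}\sum_\lambda\operatorname{tr}\bigl(\Pi_\lambda\,U^{\otimes2}\,\Pi_\lambda\,(U^{\dagger})^{\otimes2}\bigr)=\sum_\lambda\|\Pi_\lambda U^{\otimes 2}\Pi_\lambda\|_2^2=\|\mathcal{E}(U\otimes U)\|_2^2 ,
\]
so the rejection probability is the \emph{defect}
\[
D(U)=1-\|\mathcal{E}(U\otimes U)\|_2^2 .
\]
In the maximally mixed state $\Lambda$ is a sum of $2n$ independent signs (Section~\ref{sec:defect}) and fluctuates on the scale $\sqrt{2n}$, while $U_t\otimes U_t$ can change only four of these signs. The round compares exact values of $\Lambda$, so it notices such a change however large $n$ is.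

For Jordan--Wigner operators the round is computationally efficient. Each $\gamma_j\otimes\gamma_j$ is a product of factors $1\otimes1$, $X\otimes X$, $Y\otimes Y$, $Z\otimes Z$ on corresponding qubits of the two registers, hence diagonal in the basis of products of $n$ Bell states. One prepares a uniformly random such product $b$, applies $U\otimes U$, measures in the Bell basis with outcome $b'$, and compares the eigenvalues of $\Lambda$ on $b$ and $b'$. The acceptance probability $4^{-n}\sum_{\Lambda(b)=\Lambda(b')}|\langle b'|U^{\otimes2}|b\rangle|^2$ is the sum above, evaluated in this basis.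

\subsection{Results}

For a unitary $V$ let
\[
f(V)=\max_{G\in\mathcal{G}_n}|\langle G,V\rangle|,\qquad d(V)=\min_{G\in\mathcal{G}_n}d_F(V,G).
\]
The set $\mathcal{G}_n$ is compact and closed under phases (Lemma~\ref{lem:group}), and $d_F(V,G)^2=2-2\operatorname{Re}\langle G,V\rangle$, so
\begin{equation}\label{eq:df}
d(V)^2=2\bigl(1-f(V)\bigr).
\end{equation}

\begin{theorem}[Dimension-free stability]\label{thm:stab}
For every $n$ and every $n$-mode unitary $U$: if $D(U)\le10^{-6}$, then $1-f(U)\le2D(U)$.
\end{theorem}

\begin{theorem}[The conjecture holds]\label{thm:test}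
Let $n\ge1$ and $\varepsilon\in(0,1)$. Run $m=\lceil1.2\cdot10^6/\varepsilon^2\rceil$ independent rounds and declare ``Gaussian'' if and only if all of them accept. This uses $q(\varepsilon)=2m$ queries. Every Gaussian $U$ is accepted with probability $1$, and every $\varepsilon$-far $U$ is rejected with probability at least $2/3$.
\end{theorem}

The tester is non-adaptive and uses no qubits other than those on which $U$ acts.

\begin{theorem}\label{thm:more}
\begin{enumerate}
\item[(i)] \emph{(Sharp constants.)} For all $U$, $D(U)\le1-f(U)^4\le4(1-f(U))$. If $D(U)\le10^{-6}$, then $D(U)\ge x(1-10\sqrt{x})$ with $x=1-f(U)$. The leading constants $1$ and $4$ are optimal: there are unitaries with $f\to1$ and $D/(1-f)\to1$ for every $n\ge2$, and with $f\to1$ and $D/(1-f)\to4$ for every $n\ge1$.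
\item[(ii)] \emph{(Tolerant testing.)} For all $n$ and $\varepsilon\in(0,1)$, $O(1/\varepsilon^2)$ queries distinguish $d(U)\le\varepsilon/3000$ from $d(U)\ge\varepsilon$ with probability at least $2/3$.
\item[(iii)] \emph{(Lower bound.)} For $n\ge2$ and $\varepsilon\le3/5$, every tester in the access model needs at least $1/(3\varepsilon)$ queries.
\end{enumerate}
\end{theorem}

By \eqref{eq:df}, the bounds in (i) read $\frac12d^2(1-5\sqrt2\,d)\le D\le2d^2$, the left one under the hypothesis $D\le 10^{-6}$. We do not determine the optimal exponent of $1/\varepsilon$ between $1$ and $2$.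

Theorem~\ref{thm:stab} is a robust form of Lemma~\ref{lem:exact}, and the whole point is that its constants do not depend on $n$. The proof has two parts. Near the Gaussian group a second-order expansion shows that $D$ is comparable to $1-f$ (Section~\ref{sec:local}; the mechanism is visible in the two examples of Section~\ref{sec:examples}). It remains to exclude unitaries that pass the test with high probability and are far from the Gaussian group, and this is done by a continuity argument on $2n$ modes (Section~\ref{sec:global}). Section~\ref{sec:queries} derives the query bounds.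

\section{Majorana monomials and the Gaussian group}\label{sec:prelim}

All statements of Sections~\ref{sec:prelim}--\ref{sec:local} hold for every $n$ and every system of Majorana operators; in Section~\ref{sec:global} they are applied to $2n$ modes.

For $S\subset[2n]=\{1,\dots,2n\}$ let $\gamma_S$ be the product of the $\gamma_j$, $j\in S$, in increasing order. The relations give $\gamma_S\gamma_T=\pm\gamma_{S\triangle T}$, $\gamma_S^\dagger=(-1)^{|S|(|S|-1)/2}\gamma_S$, and the sign rule
\begin{equation}\label{eq:sign}
\gamma_j \text{ anticommutes with }\gamma_S\iff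
\begin{cases} j\in S & (|S|\text{ even}),\\ j\notin S & (|S|\text{ odd}),\end{cases}
\end{equation}
with commutation otherwise. If $S\ne\emptyset$, some $\gamma_j$ anticommutes with $\gamma_S$ (an odd set is not all of $[2n]$), so $\tau(\gamma_S)=\tau(\gamma_j\gamma_S\gamma_j)=-\tau(\gamma_S)=0$. Hence the $4^n$ monomials $\gamma_S$ are an orthonormal basis of the operators on $\mathbb{C}^{2^n}$. The words \emph{degree $k$}, \emph{even} and \emph{odd} refer to $|S|$ in this basis. The \emph{parity} $P=i^n\gamma_{[2n]}$ is Hermitian, $P^2=1$, and $P$ anticommutes with every $\gamma_j$; an operator is even if and only if it commutes with $P$, and odd if and only if it anticommutes with $P$.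

For $R\in O(2n)$ the \emph{rotated} operators $\gamma'_j=\sum_kR_{jk}\gamma_k$ are again Majorana operators, and
\begin{equation}\label{eq:minors}
\gamma'_J=\sum_{|L|=|J|}\det(R_{J,L})\,\gamma_L ,
\end{equation}
where $R_{J,L}$ is the submatrix with rows $J$ and columns $L$. Indeed, a product of $k$ distinct $\gamma'_j$ equals its antisymmetrization over the order of the factors. Expanding gives $\gamma'_J=\sum_{l_1,\dots,l_k}R_{j_1l_1}\cdots R_{j_kl_k}\,\frac1{k!}\sum_\pi\operatorname{sgn}(\pi)\gamma_{l_{\pi(1)}}\cdots\gamma_{l_{\pi(k)}}$, and the inner average vanishes if two $l_i$ agree and equals $\gamma_{l_1}\cdots\gamma_{l_k}$ otherwise. So rotations preserve each degree.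

If $\alpha,\beta$ are two distinct members of a system of Majorana operators, then $(\alpha\beta)^2=-1$ and $\alpha\beta$ anticommutes with $\alpha$ and $\beta$ and commutes with the other members. Therefore $g=e^{\theta\alpha\beta/2}=\cos\frac\theta2+\sin\frac\theta2\,\alpha\beta$ fixes the other members under conjugation, and $g\alpha g^{-1}=g^2\alpha$, $g\beta g^{-1}=g^2\beta$, that is,
\begin{equation}\label{eq:rot}
g\alpha g^{-1}=\cos\theta\,\alpha-\sin\theta\,\beta,\qquad g\beta g^{-1}=\sin\theta\,\alpha+\cos\theta\,\beta .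
\end{equation}

\begin{lemma}\label{lem:group}
\begin{enumerate}
\item[(i)] $\mathcal{G}_n$ is a compact group. If $G$ implements $R$ and $G'$ implements $R'$, then $G'G$ implements $RR'$. It contains all phases, all $\gamma_S$, $P$, and $e^A$ for $A=\sum_{j<k}a_{jk}\gamma_j\gamma_k$ with real $a_{jk}$.
\item[(ii)] Every $R\in O(2n)$ is implemented by some $G\in\mathcal{G}_n$, unique up to a phase.
\item[(iii)] If $G$ implements $R$, then $GPG^\dagger=(\det R)P$. So $G$ is even if $\det R=1$ and odd if $\det R=-1$.
\item[(iv)] $f(GVG')=f(V)$ for $G,G'\in\mathcal{G}_n$, and $|f(V)-f(W)|\le\|V-W\|_2$.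
\end{enumerate}
\end{lemma}

\begin{proof}
(i) The composition rule follows by substitution, and $G^\dagger$ implements $R^T$. The condition that $G\gamma_jG^\dagger$ lie in the span of the $\gamma_k$ is closed. Conjugation by $\gamma_S$ sends $\gamma_j$ to $\pm\gamma_j$. The operator $A$ is anti-Hermitian and $[A,\cdot]$ preserves the span of the $\gamma_k$, hence so does conjugation by $e^A$.
(ii) The $\gamma'_S$ are an orthonormal basis with the same multiplication table and adjoints as the $\gamma_S$, so $\gamma_S\mapsto\gamma'_S$ is a $*$-automorphism of a full matrix algebra, and every such automorphism is conjugation by a unitary. If $G_1,G_2$ implement $R$, then $G_2^\dagger G_1$ commutes with all $\gamma_S$ and is a scalar.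
(iii) is \eqref{eq:minors} for $J=[2n]$. (iv) follows from the group property and Cauchy--Schwarz.
\end{proof}

\begin{lemma}[Normal forms]\label{lem:normal}
\begin{enumerate}
\item[(i)] A Hermitian operator of degree $2$ has the form $\sum_{m=1}^n\lambda_m\,i\gamma'_{2m-1}\gamma'_{2m}$ with real $\lambda_m$ and rotated $\gamma'$.
\item[(ii)] An even Gaussian unitary is a phase times $\prod_{m=1}^n\bigl(\cos\frac{\varphi_m}2+\sin\frac{\varphi_m}2\,\gamma'_{2m-1}\gamma'_{2m}\bigr)$ with rotated $\gamma'$.
\end{enumerate}
\end{lemma}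

\begin{proof}
(i) The operator is $\frac i2\sum_{j,k}h_{jk}\gamma_j\gamma_k$ with $h$ real antisymmetric. Choose $O\in O(2n)$ such that $OhO^T$ is a direct sum of antisymmetric $2\times2$ blocks, and put $\gamma'=O\gamma$. (ii) $G$ implements some $R\in SO(2n)$, and $R=O^TBO$ with $O\in O(2n)$ and $B$ a direct sum of $n$ plane rotations. With $\gamma'=O\gamma$, $G$ implements $B$ relative to $\gamma'$; by \eqref{eq:rot} so does the displayed product for suitable $\varphi_m$. Apply Lemma~\ref{lem:group}(ii).
\end{proof}

\begin{lemma}[Independent signs]\label{lem:signs}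
Let $y_1,\dots,y_r$ be commuting Hermitian involutions such that every nonempty product of distinct $y_i$ has trace zero. Then $\tau(g(y_1,\dots,y_r))=2^{-r}\sum_{s\in\{\pm1\}^r}g(s)$ for every function $g$ on $\{\pm1\}^r$.
\end{lemma}

\begin{proof}
The joint eigenprojection $\prod_i\frac12(1+s_iy_i)$ has normalized trace $2^{-r}$.
\end{proof}

\section{The defect}\label{sec:defect}

The operators $z_j=\gamma_j\otimes\gamma_j$ are Hermitian involutions, and they commute because the two anticommutation signs cancel. The products $z_T=\prod_{j\in T}z_j=\gamma_T\otimes\gamma_T$ are traceless for $T\neq\emptyset$. By Lemma~\ref{lem:signs} the $z_j$ are independent uniform signs under $\tau$, and $\Lambda=\sum_jz_j$ has integer eigenvalues. Conjugation by $e^{i\varphi\Lambda}$ multiplies $\Pi_\lambda X\Pi_{\lambda'}$ by $e^{i\varphi(\lambda-\lambda')}$, so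
\begin{equation}\label{eq:avg}
\mathcal{E}(X)=\frac1{2\pi}\int_0^{2\pi}e^{i\varphi\Lambda}Xe^{-i\varphi\Lambda}\,d\varphi .
\end{equation}
The map $\mathcal{E}$ is the orthogonal projection, for $\langle\cdot,\cdot\rangle$, onto the commutant $\{\Lambda\}'$. By \eqref{eq:avg} it satisfies $\|\mathcal{E}(X)\|\le\|X\|$, $\mathcal{E}(X^\dagger)=\mathcal{E}(X)^\dagger$, and $\mathcal{E}(AXB)=A\mathcal{E}(X)B$ for $A,B\in\{\Lambda\}'$. Since $\|V\otimes V\|_2=1$ for unitary $V$, Pythagoras gives
\begin{equation}\label{eq:dist}
\sqrt{D(V)}=\|V\otimes V-\mathcal{E}(V\otimes V)\|_2=\min_{X\in\{\Lambda\}'}\|V\otimes V-X\|_2 .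
\end{equation}
The commutant is a $*$-algebra, so $\sqrt D$ behaves like a length function on the unitary group.

\begin{lemma}\label{lem:basic}
Let $V,W$ be unitaries and $G\in\mathcal{G}_n$.
\begin{enumerate}
\item[(i)] $D(G)=0$ and $D(GV)=D(VG)=D(V)$.
\item[(ii)] $D(V^\dagger)=D(V)$ and $\sqrt{D(VW)}\le\sqrt{D(V)}+\sqrt{D(W)}$.
\item[(iii)] $D(V)\le1-f(V)^4\le4(1-f(V))$.
\end{enumerate}
\end{lemma}

\begin{proof}
(i) $G\otimes G$ is a unitary in $\{\Lambda\}'$ by Lemma~\ref{lem:exact} and can be pulled out of $\mathcal{E}$.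
(ii) The first claim follows from $\mathcal{E}(X^\dagger)=\mathcal{E}(X)^\dagger$. Let $X=\mathcal{E}(V^{\otimes2})$ and $Y=\mathcal{E}(W^{\otimes2})$. Then $XY\in\{\Lambda\}'$, $\|X\|\le1$, and
\[
\|V^{\otimes2}W^{\otimes2}-XY\|_2\le\|V^{\otimes2}-X\|_2\,\|W^{\otimes2}\|+\|X\|\,\|W^{\otimes2}-Y\|_2 ;
\]
use \eqref{eq:dist}. (iii) Multiplying $V$ by a Gaussian changes neither side, so assume $\tau(V)=f(V)$. As $1\in\{\Lambda\}'$ is a unit vector, $\|\mathcal{E}(V\otimes V)\|_2\ge|\langle1,V\otimes V\rangle|=f(V)^2$. Finally $1-f^4=(1-f)(1+f+f^2+f^3)$.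
\end{proof}

\begin{lemma}[Parity]\label{lem:parity}
If $V=V_e+V_o$ is the decomposition of a unitary into even and odd parts, then $D(V)\ge2\|V_e\|_2^2\|V_o\|_2^2$.
\end{lemma}

\begin{proof}
The product $z_{[2n]}$ of all signs equals $(-1)^{(2n-\Lambda)/2}$, so every element of $\{\Lambda\}'$ commutes with it. Since $z_{[2n]}=\gamma_{[2n]}\otimes\gamma_{[2n]}$, the operator $V_e\otimes V_o+V_o\otimes V_e$ anticommutes with it. If $A$ commutes and $B$ anticommutes with a unitary involution $z$, then $\langle A,B\rangle=\langle zAz,zBz\rangle=-\langle A,B\rangle=0$. So $V_e\otimes V_o+V_o\otimes V_e$ is orthogonal to $\{\Lambda\}'$, and its squared norm $2\|V_e\|_2^2\|V_o\|_2^2$ is a lower bound for the squared distance in \eqref{eq:dist}, because it is also orthogonal to the remaining part $V_e\otimes V_e+V_o\otimes V_o$ of $V\otimes V$.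
\end{proof}

For $V$ close to $1$, the first-order term of $V\otimes V$ has the form $L\otimes1+1\otimes L$. The next lemma computes how much of such a term survives $\mathcal{E}$. For even $k$ let $\kappa_k=2^{-k}\binom{k}{k/2}$, the probability that $k$ independent signs sum to zero. Then $\kappa_2=\frac12$, $\kappa_4=\frac38$, and $\kappa_{k+2}/\kappa_k=\frac{k+1}{k+2}<1$.

\begin{lemma}\label{lem:mono}
Let $S\neq\emptyset$. If $|S|$ is odd, then $\mathcal{E}(\gamma_S\otimes1)=\mathcal{E}(1\otimes\gamma_S)=0$. If $|S|$ is even, then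
\[
\mathcal{E}(\gamma_S\otimes1)=\mathcal{E}(1\otimes\gamma_S)=(\gamma_S\otimes1)\,p_S\in\mathcal{M}_S:=\operatorname{span}\{\gamma_{S\setminus A}\otimes\gamma_A:A\subset S\},
\]
where $p_S$ is the projection onto the kernel of $\sum_{j\in S}z_j$. For $L=\sum_{S\ne\emptyset}\ell_S\gamma_S$,
\[
\|\mathcal{E}(L\otimes1+1\otimes L)\|_2^2=\sum_{|S|\ \mathrm{even}}4\kappa_{|S|}\,|\ell_S|^2 .
\]
\end{lemma}

\begin{proof}
Let $T$ be the set of $j$ for which $\gamma_j$ anticommutes with $\gamma_S$. Then $\gamma_S\otimes1$ anticommutes with $z_j$ exactly for $j\in T$, so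
\[
e^{i\varphi\Lambda}(\gamma_S\otimes1)e^{-i\varphi\Lambda}=(\gamma_S\otimes1)\,e^{-2i\varphi\sum_{j\in T}z_j},
\]
and by \eqref{eq:avg} $\mathcal{E}(\gamma_S\otimes1)$ is $\gamma_S\otimes1$ times the projection onto the kernel of $\sum_{j\in T}z_j$. The same holds for $1\otimes\gamma_S$. For odd $|S|$, \eqref{eq:sign} gives $T=[2n]\setminus S$, and an odd number of signs never sums to zero. For even $|S|=k$, $T=S$. On the range of $p_S$ exactly $k/2$ of the signs $z_j$, $j\in S$, are $-1$, so $z_Sp_S=(-1)^{k/2}p_S$; also $\gamma_S^\dagger=(-1)^{k/2}\gamma_S$. Hence $(\gamma_S\otimes1)^{-1}(1\otimes\gamma_S)p_S=(-1)^{k/2}z_Sp_S=p_S$, which shows that the two images agree. The projection $p_S$ is a combination of the $z_A$, $A\subset S$, and $(\gamma_S\otimes1)z_A=\pm\gamma_{S\setminus A}\otimes\gamma_A$. The spaces $\mathcal{M}_S$ are mutually orthogonal, since $S$ is recovered from $\gamma_{S\setminus A}\otimes\gamma_A$ as the union of the two index sets. Finally $\|2(\gamma_S\otimes1)p_S\|_2^2=4\tau(p_S)=4\kappa_k$ by Lemma~\ref{lem:signs}.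
\end{proof}

Before projection $\|\gamma_S\otimes1+1\otimes\gamma_S\|_2^2=2$. After projection the value is still $2$ in degree two, the directions tangent to the Gaussian group; it is at most $\frac32$ in even degree four and higher, and $0$ in odd degree. The gap $2-\frac32$ depends only on the degree and not on $n$. This is the source of dimension independence.

\section{Two examples}\label{sec:examples}

Both examples have the form $e^{itL}=\cos t+i\sin t\,L$ with $L$ a Hermitian monomial $\gamma_S$. Then
\[
e^{itL}\otimes e^{itL}=\cos^2t+i\sin t\cos t\,(L\otimes1+1\otimes L)-\sin^2t\,z_S .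
\]
The operators $1$ and $z_S=\gamma_S\otimes\gamma_S$ lie in $\{\Lambda\}'$, they are orthogonal to each other, and they are orthogonal to $\mathcal{M}_S$, whose basis elements have disjoint index sets with union $S$. With $\mu^2=\|\mathcal{E}(L\otimes1+1\otimes L)\|_2^2$ and $1=(\cos^2t+\sin^2t)^2$ we get
\begin{equation}\label{eq:exD}
D(e^{itL})=1-\cos^4t-\sin^4t-\mu^2\sin^2t\cos^2t=(2-\mu^2)\sin^2t\cos^2t .
\end{equation}

\begin{example}[Degree one]\label{ex:odd}
Let $n\ge1$, $L=\gamma_1$ and $0<t\le\pi/4$. Here $\mu=0$, so $D=2\sin^2t\cos^2t$. A Gaussian unitary is even or odd, so its overlap with $e^{it\gamma_1}$ is at most $\cos t$ or $\sin t$, and $G=1$ gives $f=\cos t$. Thus $D/(1-f)\to4$ as $t\to0$.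

For $n=1$ this covers every unitary. With $\gamma_1=X$ and $\gamma_2=Y$ we have $\gamma_1\gamma_2=iZ$, so diagonal unitaries are Gaussian. By the Euler angle decomposition every $2\times2$ unitary is $Ge^{itX}G'$ with $G,G'$ diagonal and $t\in[0,\pi/2]$, and $Z\,e^{itX}(-iX)\,Z=e^{i(\pi/2-t)X}$ reduces $t$ to $[0,\pi/4]$. Hence on one mode $D=2f^2(1-f^2)$ and $f\ge1/\sqrt2$.
\end{example}

On one mode the only obstruction to Gaussianity is the mixing of parities. The smallest even obstruction occurs for $n=2$, and there it is exactly the family $U_t$. Indeed, for $n=2$ we have $P=-Q$, so even unitaries form $U(2)\times U(2)$, acting on the two eigenspaces of $Q$. The six operators $\gamma_j\gamma_k$ are anti-Hermitian, linearly independent and traceless on each eigenspace, because $\tau(\gamma_j\gamma_k)=\tau(\gamma_j\gamma_kQ)=0$. They span $\mathfrak{su}(2)\oplus\mathfrak{su}(2)$, so $SU(2)\times SU(2)\subset\mathcal{G}_2$, and every even unitary is a Gaussian times some $U_t$.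

\begin{proposition}[Degree four]\label{prop:quartic}
Let $n\ge2$, $Q=\gamma_1\gamma_2\gamma_3\gamma_4$ and $U_t=e^{itQ}$. Then $D(U_t)=\frac12\sin^2t\cos^2t$. If $0\le t\le\arctan(1/\sqrt2)$, then $f(U_t)=\cos t$ and $d(U_t)=2\sin(t/2)$. In particular $D(U_t)/(1-f(U_t))\to1$ as $t\to0$.
\end{proposition}

\begin{proof}
$Q$ is Hermitian with $Q^2=1$, and $\mu^2=4\kappa_4=\frac32$ in \eqref{eq:exD}. The choice $G=1$ gives $f(U_t)\ge\cos t$, and odd $G$ have overlap $0$. An even Gaussian can have a component along $Q$, but only at the price of a larger component in degree two. Take $G$ as in Lemma~\ref{lem:normal}(ii), let $C=\prod_m|\cos\frac{\varphi_m}2|=|\tau(G)|$, and let $G_4$ be the part of degree four, which is the same for $\gamma$ and $\gamma'$. Then $|\langle G,U_t\rangle|\le C\cos t+\|G_4\|_2\sin t$. If $C=0$, this is at most $\sin t\le\cos t$. If $C\ne0$, let $u=\sum_mr_m$ and $s^2=\sum_{m<m'}r_mr_{m'}$ with $r_m=\tan^2\frac{\varphi_m}2$ and $s\geq0$. Expanding the product gives $\|G_4\|_2=Cs$. Also $u^2\ge2s^2$ and $1=C^2\prod_m(1+r_m)\ge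 C^2(1+u+s^2)$. Therefore
\[
|\langle G,U_t\rangle|\le C(\cos t+s\sin t)\le\cos t\,\frac{1+s\tan t}{\sqrt{1+\sqrt2\,s+s^2}}\le\cos t ,
\]
where the last step is $2s\tan t+s^2\tan^2t\le\sqrt2\,s+s^2$, true for $\tan t\le1/\sqrt2$. The value of $d$ follows from \eqref{eq:df}.
\end{proof}

The examples suggest the general picture. If $V\approx1+itL$ and $1$ is the nearest Gaussian, then $1-f\approx t^2/2$ and $D\approx(2-\mu^2)t^2$, and if $L$ has no part of degree two, then $2-\mu^2\in[\frac12,2]$ by Lemma~\ref{lem:mono}. This gives $D/(1-f)\in[1,4]$ to leading order.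

\section{The local gap}\label{sec:local}

To make this picture rigorous we expand $V$ around its nearest Gaussian and must show that the degree-two part of the remainder is small, uniformly in $n$. The choice of base point matters: $e^{t\gamma_1\gamma_2}$ expanded around $1$ has its whole remainder in degree two, and $D=0$.

\begin{proposition}\label{prop:local}
Let $V$ be a unitary with $a=f(V)\in(0,1)$, and put $x=1-a$, $b=\sqrt{1-a^2}$, $w=\sqrt{6x}/(1+a)$. Then
\begin{equation}\label{eq:local}
D(V)\ge ab^2\Bigl[\tfrac12(1-w)a-2\sqrt2\,b\Bigr].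
\end{equation}
Every unitary $V$ with $f(V)\ge0.999$ satisfies $D(V)\ge x(1-10\sqrt x)\ge\frac12x$, where $x=1-f(V)$.
\end{proposition}

\begin{proof}
Multiply $V$ by $G^\dagger$, with $G$ an optimal Gaussian of suitable phase. This preserves $D$ and $f$, so we may assume $\tau(V)=a=f(V)$. Write $V=a+bL$ with $\tau(L)=0$, $\|L\|_2=1$, $L=\sum_S\ell_S\gamma_S$, and let $w'=\sum_{|S|=2}|\ell_S|^2$. The degree-two part $V_2$ of $V$ has $\|V_2\|_2^2=b^2w'$.

\emph{Step 1: $V_2$ is Hermitian.} For $j<k$ the function $t\mapsto|\tau(e^{-t\gamma_j\gamma_k}V)|^2$ is maximal at $t=0$, since $e^{t\gamma_j\gamma_k}\in\mathcal{G}_n$. Its derivative at $0$ is $-2a\operatorname{Re}\tau(\gamma_j\gamma_kV)$. So $\langle\gamma_j\gamma_k,V\rangle=-\tau(\gamma_j\gamma_kV)$ is purely imaginary, and $V_2$ is a real combination of the Hermitian operators $i\gamma_j\gamma_k$.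

\emph{Step 2: $w'\le w$.} Optimality has removed the anti-Hermitian directions; the Hermitian ones are constrained by unitarity. Let $K=1-\frac12(V+V^\dagger)$. Then $0\le K\le2$, $\tau(K)=x$ and $\|K\|_2^2\le2\tau(K)=2x$. Suppose $w'>0$ and put $F=V_2/\|V_2\|_2$. Since $F$ is Hermitian and traceless and $\langle F,V\rangle=\|V_2\|_2$ is real,
\[
b\sqrt{w'}=\operatorname{Re}\tau(FV)=\tau\bigl(F(1-K)\bigr)=-\tau(FK).
\]
Two immediate bounds fail here. The bound $|\tau(FK)|\le\|K\|_2$ gives $b^2w'\le2x$, which says nothing since $b^2\approx2x$. The bound $|\tau(FK)|\le\|F\|\,x$ has the right order in $x$, but $\|F\|$ can be $\sqrt n$. A fourth moment interpolates between them. By Cauchy--Schwarz, applied to $K^{1/2}F$ and $K^{1/2}$ and then to $F^2$ and $K$,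
\[
b^2w'=\tau(FK)^2\le\tau(F^2K)\,\tau(K)\le\tau(F^4)^{1/2}\,(2x)^{1/2}\,x .
\]
By Lemma~\ref{lem:normal}(i), $F=\sum_m\lambda_my_m$ with $y_m=i\gamma'_{2m-1}\gamma'_{2m}$ and $\sum_m\lambda_m^2=1$. The $y_m$ satisfy the hypotheses of Lemma~\ref{lem:signs}, since their products are multiples of monomials $\gamma'_S$. Hence
\[
\tau(F^4)=\sum_m\lambda_m^4+3\sum_{m\ne m'}\lambda_m^2\lambda_{m'}^2=3-2\sum_m\lambda_m^4\le3 .
\]
So $b^2w'\le\sqrt6\,x^{3/2}$, and $b^2=x(1+a)$ gives $w'\le w$.

\emph{Step 3: expansion.} Let $X=\mathcal{E}(L\otimes1+1\otimes L)$, $Y=\mathcal{E}(L\otimes L)$ and $\mu=\|X\|_2$. By Lemma~\ref{lem:mono}, $\mu^2\le2w'+\frac32(1-w')$, so $\mu\le\sqrt2$ and $2-\mu^2\ge\frac12(1-w')\ge\frac12(1-w)$. Also $\|Y\|_2\le1$, and $X,Y$ are orthogonal to $1$ because $\mathcal{E}$ preserves $\tau$ and $\tau(L)=0$. In the examples $X$ and $Y$ were orthogonal; in general we bound the cross term by Cauchy--Schwarz: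
\[
1-D(V)=\|a^2+abX+b^2Y\|_2^2\le a^4+a^2b^2\mu^2+2ab^3\mu+b^4 .
\]
Since $1=a^4+2a^2b^2+b^4$, we get $D(V)\ge(2-\mu^2)a^2b^2-2\sqrt2\,ab^3$, which gives \eqref{eq:local}.

\emph{Step 4: constants.} For $x=0$ there is nothing to prove. Let $0<x\le10^{-3}$, so $\sqrt x\le0.032$. Then $\frac12a^2b^2=x(1-x)^2(1-\frac x2)$, $w\le\sqrt{6x}/1.999\le1.3\sqrt x$, and $2\sqrt2\,ab^3\le2\sqrt2\,(2x)^{3/2}=8x^{3/2}$. So \eqref{eq:local} gives $D(V)\ge x(1-2.5x-1.3\sqrt x-8\sqrt x)$. As $2.5x\le0.1\sqrt x$, this is at least $x(1-10\sqrt x)\ge0.68\,x$.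
\end{proof}

\section{From local to global}\label{sec:global}

Throughout this section $U$ is an $n$-mode unitary with $\eta:=D(U)\le10^{-6}$. To prove Theorem~\ref{thm:stab} it suffices to show $f(U)\ge0.999$, for then Proposition~\ref{prop:local} applies to $U$.

Proposition~\ref{prop:local} creates a forbidden band: on any number of modes, a unitary with $D(V)\le4\eta$ has either $1-f(V)\le8\eta$ or $1-f(V)>10^{-3}$. A continuous path that starts at $1$ and keeps $D\le4\eta$ cannot cross the band. The difficulty is to find such a path whose endpoint says something about $U$. We have no control of $D$ along a path from $1$ to $U$ itself; Lemma~\ref{lem:basic} controls $D$ only on short words in $U$, $U^\dagger$ and Gaussians. The commutators $UG_\theta U^\dagger G_\theta^{-1}$, for a Gaussian path $G_\theta$ from $1$, are such words. They become useful on two copies of the system, because the commutator of $U\otimes1$ with the swap is $U\otimes U^\dagger$, and a fermionic version of the swap is Gaussian and is joined to $1$ by Gaussians.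

\subsection{Doubling the modes}

On $\mathbb{C}^{2^n}\otimes\mathbb{C}^{2^n}$ let
\[
\Gamma_j=\gamma_j\otimes P,\qquad\Gamma'_j=1\otimes\gamma_j\qquad(1\le j\le2n).
\]
The factor $P$ makes $\Gamma_j$ anticommute with $\Gamma'_k$, so these are $4n$ Majorana operators for $2n$ modes. We write $\mathcal{G}_{2n}$, $\hat\Lambda$, $\hat{\mathcal{E}}$, $\hat D$, $\hat f$ for the objects defined by them, and $\hat U=U\otimes1$.

\begin{lemma}\label{lem:double}
$\hat D(\hat U)=D(U)$.
\end{lemma}

\begin{proof}
Label the tensor factors of the two copies of the doubled system $(1,2)$ and $(3,4)$. Then $\hat U\otimes\hat U=(U\otimes U)_{13}$ and $\hat\Lambda=\Lambda_{13}J+\Lambda_{24}$ with $J=(P\otimes P)_{24}$, an involution that commutes with $\Lambda_{24}$. So $e^{i\varphi\hat\Lambda}=e^{i\varphi\Lambda_{24}}\sum_\pm e^{\pm i\varphi\Lambda_{13}}\frac{1\pm J}2$, and for $X$ acting on the factors $1,3$,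
\[
e^{i\varphi\hat\Lambda}X_{13}\,e^{-i\varphi\hat\Lambda}=\sum_\pm\bigl(e^{\pm i\varphi\Lambda}Xe^{\mp i\varphi\Lambda}\bigr)_{13}\,\frac{1\pm J}2 .
\]
Both signs average to $\mathcal{E}(X)$ in \eqref{eq:avg}, so $\hat{\mathcal{E}}(X_{13})=\mathcal{E}(X)_{13}$.
\end{proof}

For angles $\theta_1,\dots,\theta_{2n}$ let $T(\theta_1,\dots,\theta_{2n})=\prod_je^{\theta_j\Gamma_j\Gamma'_j/2}\in\mathcal{G}_{2n}$, a product of commuting factors. By \eqref{eq:rot} it conjugates
\begin{equation}\label{eq:T}
\Gamma_j\mapsto\cos\theta_j\,\Gamma_j-\sin\theta_j\,\Gamma'_j,\qquad\Gamma'_j\mapsto\sin\theta_j\,\Gamma_j+\cos\theta_j\,\Gamma'_j .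
\end{equation}
Let $T_\theta=T(\theta,\dots,\theta)$ and
\[
V_\theta=\hat U\,T_\theta\,\hat U^\dagger\,T_\theta^{-1}\qquad(0\le\theta\le\pi/2).
\]
For $U=U_t$, for instance, $Q\otimes1=\Gamma_1\Gamma_2\Gamma_3\Gamma_4$ and $V_\theta=e^{itQ\otimes1}e^{-itQ(\theta)}$ with $Q(\theta)=\prod_{j=1}^4(\cos\theta\,\Gamma_j-\sin\theta\,\Gamma'_j)$. At $\theta=0$ the two factors cancel; at $\theta=\pi/2$, $Q(\theta)=1\otimes Q$ and $V_\theta=U_t\otimes U_t^\dagger$.

\subsection{The path and its endpoint}

\begin{lemma}\label{lem:path}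
$\hat f(V_{\pi/2})\ge1-8\eta$.
\end{lemma}

\begin{proof}
By Lemmas~\ref{lem:basic} and~\ref{lem:double}, $\sqrt{\hat D(V_\theta)}\le\sqrt{\hat D(\hat UT_\theta)}+\sqrt{\hat D(\hat U^\dagger T_\theta^{-1})}=2\sqrt\eta$. Let $\Theta=\{\theta\in[0,\pi/2]:\hat f(V_\theta)\ge0.999\}$. The function $\theta\mapsto\hat f(V_\theta)$ is continuous by Lemma~\ref{lem:group}(iv), so $\Theta$ is closed, and $0\in\Theta$ since $V_0=1$. For $\theta\in\Theta$, Proposition~\ref{prop:local} on $2n$ modes gives $1-\hat f(V_\theta)\le2\hat D(V_\theta)\le8\eta<10^{-3}$. So $\Theta=\{\theta:\hat f(V_\theta)>0.999\}$ is also relatively open, hence $\Theta=[0,\pi/2]$, and the last inequality holds at $\theta=\pi/2$.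
\end{proof}

The fermionic swap $T_{\pi/2}$ moves even operators from the first factor to the second as the ordinary swap does, but on odd operators it leaves a parity behind.

\begin{lemma}\label{lem:end}
With $U=U_e+U_o$ the decomposition into even and odd parts,
\[
V_{\pi/2}=U\otimes U_e^\dagger-UP\otimes U_o^\dagger .
\]
\end{lemma}

\begin{proof}
Conjugation by $T_{\pi/2}$ sends $\Gamma_j\mapsto-\Gamma'_j$ and $\Gamma'_j\mapsto\Gamma_j$. We have $\Gamma_A=\gamma_A\otimes P^{|A|}$ and $\Gamma'_A=1\otimes\gamma_A$. For even $|A|$, $\gamma_A\otimes1=\Gamma_A\mapsto\Gamma'_A=1\otimes\gamma_A$. For odd $|A|$, $\gamma_A\otimes1=\Gamma_A(1\otimes P)$, where $\Gamma_A\mapsto-1\otimes\gamma_A$ and $1\otimes P=i^n\Gamma'_{[2n]}\mapsto i^n\Gamma_{[2n]}=P\otimes1$; so $\gamma_A\otimes1\mapsto-P\otimes\gamma_A$. The even and odd parts of $U^\dagger$ are $U_e^\dagger$ and $U_o^\dagger$. Thus $T_{\pi/2}\hat U^\dagger T_{\pi/2}^{-1}=1\otimes U_e^\dagger-P\otimes U_o^\dagger$; multiply by $U\otimes1$.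
\end{proof}

\subsection{Gaussian unitaries across the cut}

We now know that $V_{\pi/2}$, which is $U\otimes U^\dagger$ when $U$ is even, is close to some $W\in\mathcal{G}_{2n}$. If $W$ were a product $G\otimes G'$ of Gaussians, then $U$ would be close to $G$. In general $W$ couples the two factors. What replaces the product form is an operator Schmidt decomposition in which every factor is itself Gaussian.

\begin{lemma}\label{lem:schmidt}
Every $W\in\mathcal{G}_{2n}$ can be written $W=\sum_{A\subset[2n]}s_A\,X_A\otimes Y_A$ with $\sum_A|s_A|^2=1$, with $(X_A)_A$ and $(Y_A)_A$ orthonormal, and with all $X_A,Y_A\in\mathcal{G}_n$.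
\end{lemma}

\begin{proof}
Let $W$ implement $R\in O(4n)$, with indices ordered as $\Gamma_1,\dots,\Gamma_{2n},\Gamma'_1,\dots,\Gamma'_{2n}$. The cosine--sine decomposition (see, e.g., \cite{GVL}) of an orthogonal matrix cut into four square blocks gives
\[
R=R_1R_2R_3,\qquad R_1,R_3\in O(2n)\oplus O(2n),\qquad R_2=\begin{pmatrix}C&-\Sigma\\\Sigma&C\end{pmatrix},
\]
with $C=\operatorname{diag}(\cos\theta_j)$ and $\Sigma=\operatorname{diag}(\sin\theta_j)$. By Lemma~\ref{lem:group}, $W$ is a phase times $W_3W_2W_1$ for any $W_i$ implementing $R_i$.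

A block-diagonal matrix $O\oplus O'$ is implemented by a product. Let $G'\in\mathcal{G}_n$ implement $O'$, so that $G'PG'^\dagger=\sigma P$ with $\sigma=\det O'$, and let $G\in\mathcal{G}_n$ implement $\sigma O$. Conjugation by $G\otimes G'$ sends $\Gamma'_j\mapsto\sum_kO'_{jk}\Gamma'_k$ and $\Gamma_j\mapsto\sum_k\sigma O_{jk}\gamma_k\otimes\sigma P=\sum_kO_{jk}\Gamma_k$. So $W_1=G_1\otimes G'_1$ and $W_3=G_3\otimes G'_3$.

By \eqref{eq:T}, $R_2$ is implemented by $W_2=T(\theta_1,\dots,\theta_{2n})$. Since $\Gamma_j\Gamma'_j=\gamma_j\otimes P\gamma_j$,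
\[
W_2=\prod_j\Bigl(\cos\tfrac{\theta_j}2+\sin\tfrac{\theta_j}2\,\gamma_j\otimes P\gamma_j\Bigr)=\sum_A\pm t_A\,\gamma_A\otimes P^{|A|}\gamma_A,
\]
with $t_A=\prod_{j\in A}\sin\frac{\theta_j}2\prod_{j\notin A}\cos\frac{\theta_j}2$ and $\sum_At_A^2=\prod_j(\cos^2\frac{\theta_j}2+\sin^2\frac{\theta_j}2)=1$. Up to a phase, $P^{|A|}\gamma_A$ is $\gamma_A$ for even $|A|$ and $\gamma_{[2n]\setminus A}$ for odd $|A|$; complementation permutes the odd sets, so these operators are orthonormal. Take $X_A=G_3\gamma_AG_1$ and $Y_A=G'_3P^{|A|}\gamma_AG'_1$, and absorb signs and phase into $s_A$.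
\end{proof}

\begin{proof}[Proof of Theorem~\ref{thm:stab}]
Let $W\in\mathcal{G}_{2n}$ be as in Lemma~\ref{lem:schmidt} and let $Z_1,Z_2$ be operators on $\mathbb{C}^{2^n}$. By Cauchy--Schwarz and Bessel's inequality for $(Y_A)$,
\[
|\langle W,Z_1\otimes Z_2\rangle|\le\sum_A|s_A|\,|\langle X_A,Z_1\rangle|\,|\langle Y_A,Z_2\rangle|\le\max_A|\langle X_A,Z_1\rangle|\cdot\|Z_2\|_2 .
\]
The number $4^n$ of terms does not enter. For $Z_1=U$ and $Z_1=UP$ the maximum is at most $f(U)$, because $X_A$ and $X_AP$ are Gaussian and $\langle X_A,UP\rangle=\langle X_AP,U\rangle$. Lemma~\ref{lem:end} now gives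
\[
\hat f(V_{\pi/2})\le f(U)\bigl(\|U_e\|_2+\|U_o\|_2\bigr).
\]
The last factor can be as large as $\sqrt2$ for a general unitary, and the parity lemma is needed to control it. By Lemma~\ref{lem:parity}, $\|U_e\|_2\|U_o\|_2\le\sqrt{\eta/2}$, so $(\|U_e\|_2+\|U_o\|_2)^2=1+2\|U_e\|_2\|U_o\|_2\le1+\sqrt{2\eta}$. With Lemma~\ref{lem:path}, $(1+y)^{-1/2}\ge1-y/2$ and $\eta\le10^{-6}$,
\[
f(U)\ge\frac{1-8\eta}{\sqrt{1+\sqrt{2\eta}}}\ge(1-8\cdot10^{-6})(1-7.1\cdot10^{-4})>0.999 .
\]
Proposition~\ref{prop:local}, applied to $U$, gives $1-f(U)\le2D(U)$.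
\end{proof}

The hypothesis $D(U)\le10^{-6}$ was used twice: to keep the band open in Lemma~\ref{lem:path}, which needs $8\eta<10^{-3}$, and in the last display, where the loss of order $\sqrt{\eta/2}$ from mixed parity is the larger term. This loss does not appear in the conclusion, since the global argument only has to place $U$ in the range of Proposition~\ref{prop:local}.

\section{Query bounds}\label{sec:queries}

If $\varepsilon\in(0,1)$ and $d(U)\ge\varepsilon$, then $1-f(U)\ge\varepsilon^2/2$ by \eqref{eq:df}. Either $D(U)>10^{-6}$, or Theorem~\ref{thm:stab} gives $D(U)\ge\varepsilon^2/4$. In both cases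
\begin{equation}\label{eq:far}
D(U)\ge10^{-6}\varepsilon^2 .
\end{equation}

\begin{proof}[Proof of Theorem~\ref{thm:test}]
A Gaussian $U$ has $D(U)=0$ by Lemma~\ref{lem:basic}(i), so every round accepts. If $U$ is $\varepsilon$-far, then by \eqref{eq:far} all $m$ rounds accept with probability at most $(1-10^{-6}\varepsilon^2)^m\le e^{-1.2}<1/3$.
\end{proof}

\begin{proof}[Proof of Theorem~\ref{thm:more}]
(i) The upper bound is Lemma~\ref{lem:basic}(iii). If $D(U)\le10^{-6}$, then $f(U)\ge1-2\cdot10^{-6}$ by Theorem~\ref{thm:stab}, and Proposition~\ref{prop:local} gives the lower bound. Optimality of $1$ and $4$ is shown by Proposition~\ref{prop:quartic} and Example~\ref{ex:odd}.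

(ii) Run $m=\lceil10^8/\varepsilon^2\rceil$ rounds and declare ``far'' if and only if the number $N$ of rejections is at least $50$. The variable $N$ is binomial with mean $\nu=mD(U)$ and variance at most $\nu$. If $d(U)\ge\varepsilon$, then $\nu\ge100$ by \eqref{eq:far}, and Chebyshev's inequality gives $\Pr[N<50]\le\Pr[|N-\nu|>\nu/2]\le4/\nu\le0.04$. If $d(U)\le\varepsilon/3000$, then $D(U)\le2d(U)^2\le2.23\cdot10^{-7}\varepsilon^2$ by (i), so $\nu\le(10^8/\varepsilon^2+1)\cdot2.23\cdot10^{-7}\varepsilon^2\le23$ and $\Pr[N\ge50]\le\Pr[N-\nu\ge27]\le23/27^2<0.04$.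

(iii) We exhibit an $\varepsilon$-far unitary that is $\varepsilon$-close to the Gaussian unitary $1$ in operator norm. Let $t=2\arcsin(\varepsilon/2)$. Then $\cos t=1-\varepsilon^2/2\ge0.82$, so $\tan^2t\le0.82^{-2}-1<\frac12$, and Proposition~\ref{prop:quartic} gives $d(U_t)=\varepsilon$. The eigenvalues of $U_t$ are $e^{\pm it}$, so $\|U_t-1\|=2\sin(t/2)=\varepsilon$.

Consider a tester that makes at most $q$ queries. Purify its randomness and initial state, and replace each intermediate measurement by a unitary that records the outcome in an ancilla, on which later operations are controlled. An adaptive choice of the queried qubits becomes a controlled permutation of qubits into a fixed register, and unused queries are spent on idle qubits. The final state is then $\psi_U=W_q(U\otimes1)W_{q-1}\cdots(U\otimes1)W_0\psi_0$ with unitaries $W_i$ independent of $U$, and the answer ``Gaussian'' corresponds to a projection $M$. Replacing the $q$ queries one at a time gives $\|\psi_{U_t}-\psi_1\|\le q\|U_t-1\|=q\varepsilon$. For unit vectors $\psi,\phi$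 with $r=|\langle\psi,\phi\rangle|$,
\[
|\langle\psi,M\psi\rangle-\langle\phi,M\phi\rangle|\le\sqrt{1-r^2}\le\sqrt{2-2r}\le\|\psi-\phi\| ,
\]
the first bound being the trace distance of the two pure states. A correct tester answers ``Gaussian'' with probability at least $2/3$ on $1$ and at most $1/3$ on $U_t$, so $q\varepsilon\ge1/3$.
\end{proof}

\begin{remark}
For the tester that repeats the round and accepts when all rounds accept, the exponent $2$ cannot be improved. For $n\ge2$, $\varepsilon\le3/5$ and $U_t$ as in (iii), $D(U_t)\le2\varepsilon^2$, so $m$ rounds all accept with probability at least $1-2m\varepsilon^2$, and this is at most $1/3$ only if $m\ge1/(3\varepsilon^2)$.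
\end{remark}

\begin{thebibliography}{9}

\bibitem{GVL}
Golub and Van Loan, \emph{Matrix Computations}.

\bibitem{Iyer}
Vishnu Iyer, \emph{Mildly-Interacting Fermionic Unitaries are Efficiently Learnable}, arXiv:2504.11318 (2025).

\end{thebibliography}
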